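# Testing fermionic Gaussianity of a unitary with a number of queries independent of the number of modes

## Gaussian unitaries and an exact commutation criterion

We begin with a case that needs three lines of proof: deciding exactly whether a unitary is Gaussian when we know everything about it. The rest of the talk is about what happens when "exactly" becomes "approximately".

**Definition (Majorana operators).** On $N\ge 1$ modes, with Hilbert space $\mathcal H=\mathbb C^{2^N}$, these are Hermitian operators $c_1,\dots,c_{2N}$ with $\{c_j,c_k\}=2\delta_{jk}I$. For one mode take $c_1=X$, $c_2=Y$. For two modes take $X\otimes1,\ Y\otimes 1,\ Z\otimes X,\ Z\otimes Y$ (Jordan–Wigner).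

Write $\tau=2^{-N}\mathrm{tr}$, $\langle A,B\rangle=\tau(A^\dagger B)$, $\|A\|_2=\langle A,A\rangle^{1/2}$, and $\|\cdot\|$ for the operator norm. The same notation, with normalized trace, is used on $\mathcal H\otimes\mathcal H$. We use repeatedly that $\|AB\|_2\le\|A\|\,\|B\|_2$ and $\|AB\|_2\le\|A\|_2\|B\|$.

**The basis $c_S$.** For $S\subset[2N]$ let $c_S$ be the ordered product of the $c_j$, $j\in S$. Moving $c_j$ through $c_S$ gives
$$c_jc_S=(-1)^{|S|-1}c_Sc_j\quad(j\in S),\qquad c_jc_S=(-1)^{|S|}c_Sc_j\quad(j\notin S).\tag{1}$$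
If $S\neq\emptyset$, some $c_j$ anticommutes with $c_S$: take $j\in S$ if $|S|$ is even, and $j\notin S$ if $|S|$ is odd (such $j$ exists since $2N$ is even). Then $\tau(c_S)=\tau(c_jc_Sc_j)=-\tau(c_S)=0$. Since $c_S^\dagger c_T=\pm c_{S\triangle T}$, the $4^N$ operators $c_S$ are orthonormal, hence a basis of $\mathrm{End}(\mathcal H)$. "Degree $k$", "even" and "odd" refer to this basis.

**Definition (Gaussian unitary).** A unitary $G$ is Gaussian if $Gc_jG^\dagger=\sum_kR_{jk}c_k$ for all $j$, for some $R\in O(2N)$. The set of these is $\mathcal G_N$.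

For example, $e^{\theta c_1c_2/2}$ is Gaussian: it rotates the pair $(c_1,c_2)$ by the angle $\theta$. On two modes $e^{itc_1c_2c_3c_4}$ conjugates $c_1$ to $\cos 2t\,c_1+i\sin2t\,c_1c_2c_3c_4c_1$, which has a degree-3 term when $\sin 2t\ne0$, so it is then not Gaussian.

Now put two copies side by side and consider
$$\Lambda=\sum_{j=1}^{2N}c_j\otimes c_j .$$

**Proposition 1.** A unitary $U$ is Gaussian if and only if $U\otimes U$ commutes with $\Lambda$.

*Proof.* If $U$ is Gaussian with matrix $R$, then $(U\otimes U)\Lambda(U\otimes U)^\dagger=\sum_{j,k,l}R_{jk}R_{jl}\,c_k\otimes c_l=\Lambda$, because $R^TR=1$. Conversely, suppose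
$$\sum_lUc_lU^\dagger\otimes Uc_lU^\dagger=\sum_kc_k\otimes c_k .$$
Multiply the second factor by $Uc_jU^\dagger$ and apply $\tau$ to it. The left side becomes $\sum_lUc_lU^\dagger\,\tau(c_lc_j)=Uc_jU^\dagger$. The right side becomes $\sum_kR_{jk}c_k$ with $R_{jk}=\tau(Uc_jU^\dagger c_k)$. This number is real, being the trace of a product of two Hermitian operators, and $\sum_lR_{jl}R_{kl}=\tau(Uc_jU^\dagger Uc_kU^\dagger)=\delta_{jk}$. So $R\in O(2N)$. $\square$

The criterion works for every $N$, and it suggests an experiment: measure $\Lambda$, apply $U\otimes U$, and see whether the value of $\Lambda$ has changed. What changes in general is that we see $U$ only through finitely many runs. We learn that $U\otimes U$ *nearly* preserves $\Lambda$, and must conclude that $U$ is *nearly* Gaussian, without losing factors of $N$.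

## The testing problem and the defect $D(U)$

Distances between $n$-mode unitaries are measured by $d_F(U,V)=2^{-n/2}\|U-V\|_F=\|U-V\|_2$. A unitary is $\varepsilon$-far from the Gaussian unitaries if $d_F(U,G)\ge\varepsilon$ for all $G\in\mathcal G_n$. A tester has black-box access to an unknown $U$. Each query applies $U$ once to $n$ qubits of the tester's choice in a larger register. Ancillas, entangled inputs, adaptive choices, intermediate operations and arbitrary measurements are allowed; $U^\dagger$ and controlled-$U$ are not available. The complexity is the number of applications of $U$.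

The problem is taken from Vishnu Iyer, "Mildly-Interacting Fermionic Unitaries are Efficiently Learnable", arXiv:2504.11318 (2025). It is known that in this model one can decide between "$U$ Gaussian" and "$U$ $\varepsilon$-far", with success probability $1-\delta$, in time $\mathrm{poly}(n,1/\varepsilon,\log(1/\delta))$, but with a number of queries that is also $\mathrm{poly}(n)$. The conjecture is that growth with $n$ is not necessary: there should be $q:(0,1)\to\mathbb N$ such that for all $n$ and $\varepsilon$ a tester with at most $q(\varepsilon)$ queries decides correctly with probability at least $2/3$. We prove the conjecture.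

**Definition (overlap and defect).** For a unitary $V$ on $N$ modes put
$$f(V)=\max_{G\in\mathcal G_N}|\langle G,V\rangle|,\qquad d(V)=\min_{G\in\mathcal G_N}d_F(V,G),\qquad D(V)=1-\|\mathcal E(V\otimes V)\|_2^2,$$
where $\mathcal E(X)=\sum_\lambda\Pi_\lambda X\Pi_\lambda$ and $\Pi_\lambda$ are the eigenprojections of $\Lambda$. Since $d_F(V,G)^2=2-2\,\mathrm{Re}\langle G,V\rangle$, and $\mathcal G_N$ is compact (checked below) and closed under phases,
$$d(V)^2=2(1-f(V)).\tag{2}$$

**One round of the test (2 queries).** Take the maximally mixed state on $2n$ qubits, measure $\Lambda$, apply $U\otimes U$, measure $\Lambda$ again, and accept if and only if the outcomes agree. The acceptance probability is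
$$4^{-n}\sum_\lambda\mathrm{tr}\big(\Pi_\lambda U^{\otimes2}\Pi_\lambda U^{\dagger\otimes2}\big)=\|\mathcal E(U\otimes U)\|_2^2=1-D(U).$$

For Jordan–Wigner Majoranas this is computationally efficient. Each $c_j$ is a Pauli string, so $c_j\otimes c_j$ is a product of operators $\sigma\otimes\sigma$ on corresponding pairs of qubits, and is diagonal in the Bell basis. The maximally mixed state is a uniform mixture of products of $n$ Bell pairs, each an eigenvector of $\Lambda$. So a round is: prepare a uniformly random product of $n$ Bell pairs between the two registers, apply $U\otimes U$, Bell-measure, and compare the two values of $\Lambda$.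

**Theorem A (dimension-free stability).** For every $n$ and every $n$-mode unitary $U$: if $D(U)\le10^{-6}$, then $1-f(U)\le2D(U)$.

**Theorem B (the conjecture holds).** Run $m=\lceil1.2\cdot10^6/\varepsilon^2\rceil$ independent rounds and declare "Gaussian" if and only if all accept. This uses $q(\varepsilon)=2m=O(1/\varepsilon^2)$ queries, independently of $n$; the tester is non-adaptive and ancilla-free. Every Gaussian $U$ is accepted with probability $1$, and every $\varepsilon$-far $U$ is rejected with probability $\ge2/3$.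

**Theorem C (strengthenings).**

1. For all $U$, $D(U)\le1-f(U)^4\le4(1-f(U))$. If $D(U)\le10^{-6}$, then with $x=1-f(U)$, $D(U)\ge x(1-10\sqrt x)$. The leading constants $1$ and $4$ are both optimal: the first for every $n\ge2$, the second for every $n\ge1$. Equivalently, $\frac12d^2(1-O(d))\le D\le2d^2$.
2. (Tolerant testing.) With $O(1/\varepsilon^2)$ queries one can distinguish $d(U)\le\varepsilon/3000$ from $d(U)\ge\varepsilon$ with probability $\ge2/3$, for all $n$.
3. For $n\ge2$ and $\varepsilon\le3/5$, every tester in the access model needs at least $1/(3\varepsilon)$ queries.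

*Proof of Theorem B from Theorem A.* If $U$ is Gaussian, $U\otimes U$ commutes with $\Lambda$ by Proposition 1, so $\mathcal E(U\otimes U)=U\otimes U$ and $D(U)=0$. If $U$ is $\varepsilon$-far, then $1-f(U)\ge\varepsilon^2/2$ by (2). Either $D(U)>10^{-6}$, or Theorem A gives $D(U)\ge\frac12(1-f(U))\ge\varepsilon^2/4$. In both cases $D(U)\ge10^{-6}\varepsilon^2$. All rounds accept with probability at most $(1-10^{-6}\varepsilon^2)^m\le e^{-1.2}<1/3$. $\square$

So everything rests on Theorem A.

## The Gaussian group, the signs $z_j$, and the algebra of the defect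

**Rotations preserve degree.** Let $R\in O(2N)$ and $c_j'=\sum_kR_{jk}c_k$. These are again Majorana operators. For $A=\{a_1<\dots<a_m\}$, the $c'_a$ anticommute pairwise, so $c'_A$ equals its antisymmetrization:
$$c'_A=\sum_{k_1,\dots,k_m}R_{a_1k_1}\cdots R_{a_mk_m}\Big[\frac1{m!}\sum_\pi\mathrm{sgn}(\pi)\,c_{k_{\pi(1)}}\cdots c_{k_{\pi(m)}}\Big].$$
The bracket vanishes if two of the $k_i$ coincide (exchanging them flips the sign and keeps the word), and equals $c_{k_1}\cdots c_{k_m}$ if they are distinct. Hence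
$$c'_A=\sum_{|B|=|A|}\det(R_{A,B})\,c_B,\qquad c'_{[2N]}=\det(R)\,c_{[2N]}.\tag{3}$$

**Facts about $\mathcal G_N$.** It is a group, and closed, because $R_{jk}=\tau(Gc_jG^\dagger c_k)$ depends continuously on $G$; so it is compact. It contains all phases. It contains every $\sum_kv_kc_k$ with $v$ a real unit vector, since $(\sum_k v_kc_k)\,c_j\,(\sum_k v_kc_k)=-c_j+2v_j\sum_kv_kc_k$; in particular it contains all $c_j$ and all $c_S$. It contains $e^A$ for $A=\sum_{j<k}a_{jk}c_jc_k$ with $a_{jk}$ real, because $A$ is anti-Hermitian and $[A,\cdot]$ maps the real span of the $c_j$ to itself.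

Every $R\in O(2N)$ is implemented by some $G\in\mathcal G_N$. Indeed $c_S\mapsto c_S'$ extends to a $*$-automorphism of the full matrix algebra, and such automorphisms are conjugations by a unitary. Two implementers differ by an operator commuting with all $c_j$, that is, by a phase.

By (3), $Gc_{[2N]}G^\dagger=\det(R)c_{[2N]}$. Since $c_{[2N]}$ commutes with even operators and anticommutes with odd ones, *every Gaussian unitary is even (if $\det R=1$) or odd (if $\det R=-1$).*

Finally, $|f(V)-f(V')|\le\|V-V'\|_2$, so $f$ is continuous, and $f(GVG')=f(V)$ for Gaussian $G,G'$.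

**The signs $z_j$.** The operators $z_j=c_j\otimes c_j$ are commuting Hermitian involutions, and $z_T:=\prod_{j\in T}z_j=c_T\otimes c_T$ has $\tau(z_T)=\tau(c_T)^2=0$ for $T\ne\emptyset$. So each joint eigenprojection $\prod_j\frac{1+s_jz_j}2$ has normalized trace $2^{-2N}$: under $\tau$, $z_1,\dots,z_{2N}$ behave as independent uniform signs. Their sum $\Lambda$ has integer eigenvalues, so
$$\mathcal E(X)=\frac1{2\pi}\int_0^{2\pi}e^{i\varphi\Lambda}Xe^{-i\varphi\Lambda}\,d\varphi.\tag{4}$$
From (4), $\mathcal E$ is contractive in $\|\cdot\|$ and $\|\cdot\|_2$, $\mathcal E(X^\dagger)=\mathcal E(X)^\dagger$, and $\mathcal E(AXB)=A\,\mathcal E(X)B$ for $A,B$ in the commutant $\{\Lambda\}'$. It is the orthogonal projection onto $\{\Lambda\}'$, and $\|V\otimes V\|_2=1$, so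
$$\sqrt{D(V)}=\mathrm{dist}_2\big(V\otimes V,\{\Lambda\}'\big).\tag{5}$$
In particular $D(V)=0$ if and only if $V$ is Gaussian, by Proposition 1.

**Lemma 2.** (i) $D(GV)=D(VG)=D(V)$ for $G\in\mathcal G_N$. (ii) $D(V^\dagger)=D(V)$ and $\sqrt{D(VW)}\le\sqrt{D(V)}+\sqrt{D(W)}$. (iii) $D(V)\le1-f(V)^4\le4(1-f(V))$.

*Proof.* (i) $G\otimes G$ is a unitary in $\{\Lambda\}'$, so $\mathcal E(GV\otimes GV)=(G\otimes G)\mathcal E(V\otimes V)$, and similarly on the right.

(ii) The first claim is $\mathcal E(X^\dagger)=\mathcal E(X)^\dagger$. For the second let $X=\mathcal E(V\otimes V)$ and $Y=\mathcal E(W\otimes W)$. Then $XY\in\{\Lambda\}'$ and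
$$V^{\otimes2}W^{\otimes2}-XY=(V^{\otimes2}-X)W^{\otimes2}+X(W^{\otimes2}-Y),$$
whose 2-norm is at most $\sqrt{D(V)}\cdot1+\|X\|\sqrt{D(W)}$, and $\|X\|\le1$. Use (5).

(iii) Multiplying by an optimal Gaussian and a phase we may assume $\tau(V)=f(V)$. Since $1\in\{\Lambda\}'$, $\|\mathcal E(V\otimes V)\|_2\ge|\langle1,V\otimes V\rangle|=f(V)^2$. Finally $1-f^4=(1-f)(1+f+f^2+f^3)\le 4(1-f)$. $\square$

**Lemma 3 (parity).** If $V=V_e+V_o$ is the even/odd decomposition of a unitary, then $\mathcal E(V_e\otimes V_o+V_o\otimes V_e)=0$ and $D(V)\ge2\|V_e\|_2^2\|V_o\|_2^2$.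

*Proof.* The number of $j$ with $z_j=-1$ is $(2N-\Lambda)/2$, so $z_{[2N]}=(-1)^{(2N-\Lambda)/2}$ is a function of $\Lambda$, and $\{\Lambda\}'\subset\{z_{[2N]}\}'$. Since $z_{[2N]}=c_{[2N]}\otimes c_{[2N]}$, the operator $M=V_e\otimes V_o+V_o\otimes V_e$ anticommutes with $z_{[2N]}$. If $Y$ commutes with $z=z_{[2N]}$, then $\tau(Y^\dagger M)=\tau(zY^\dagger Mz)=\tau(Y^\dagger zMz)=-\tau(Y^\dagger M)$, so $M\perp Y$. Hence $\mathcal E(M)=0$ and
$$1-D(V)\le\|V_e\otimes V_e+V_o\otimes V_o\|_2^2=\|V_e\|_2^4+\|V_o\|_2^4=1-2\|V_e\|_2^2\|V_o\|_2^2.\qquad\square$$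

## One mode by hand

Take $n=1$, $c_1=X$, $c_2=Y$. Up to a phase, $U=\alpha_0+i(\alpha_1X+\alpha_2Y+\alpha_3Z)$ with $\alpha$ a real unit vector. Here $U_e=\alpha_0+i\alpha_3Z$ and $U_o=i(\alpha_1X+\alpha_2Y)$. Put $c=\|U_e\|_2$ and $s=\|U_o\|_2$, so that $c^2+s^2=1$.

If $c>0$ then $U_e/c=e^{i\beta Z}=e^{\beta c_1c_2}$ for some $\beta$, which is Gaussian. If $s>0$ then $U_o/s$ is $i$ times a real unit combination of $c_1,c_2$, also Gaussian. An even Gaussian overlaps only with $U_e$, an odd one only with $U_o$, so $f(U)=\max(c,s)$. Moreover $U_e\otimes U_e$ and $U_o\otimes U_o$ are multiples of $G\otimes G$ with $G$ Gaussian, so $\mathcal E$ fixes them, while it kills the mixed terms by Lemma 3. Therefore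
$$D(U)=1-c^4-s^4=2c^2s^2=2f^2(1-f^2).$$
As $f^2\ge\frac12$, this gives $D(U)\ge1-f(U)^2\ge1-f(U)$ for *every* one-mode unitary. The difficulty must come from many modes.

## Approximating the exact criterion loses a factor of the dimension

A sensible first attempt is to make the proof of Proposition 1 quantitative. Let $D(U)=\delta$ and $X=\mathcal E(U\otimes U)$. Then
$$\|[U^{\otimes2},\Lambda]\|_2=\|[U^{\otimes2}-X,\Lambda]\|_2\le2\|\Lambda\|\sqrt\delta=4n\sqrt\delta .$$
With $R_{jk}=\tau(Uc_jU^\dagger c_k)$ and $\|\Lambda\|_2^2=2n$,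
$$\|[U^{\otimes2},\Lambda]\|_2^2=\|U^{\otimes2}\Lambda U^{\dagger\otimes2}-\Lambda\|_2^2=4n-2\sum_{j,k}R_{jk}^2 .$$
Hence $\sum_j\big(1-\sum_kR_{jk}^2\big)\le8n^2\delta$: on average the rotated Majorana $Uc_jU^\dagger$ has lost at most $4n\delta$ of its degree-one weight. For fixed $\delta$ this says nothing once $n\ge1/(4\delta)$. The point of failure is the factor $\|\Lambda\|=2n$.

A cleverer estimate of the commutator cannot give a dimension-free bound. Let $n\ge2$, let $P=i^nc_1\cdots c_{2n}$ (Hermitian, $P^2=1$, anticommuting with each $c_j$), and let $U=e^{itP}$. Then $Uc_jU^\dagger=e^{2itP}c_j$, and since $Pc_jc_k$ has nonzero degree, $R_{jk}=\cos(2t)\delta_{jk}$. So $\|[U^{\otimes2},\Lambda]\|_2^2=4n\sin^22t$. But $f(U)\ge|\tau(U)|=|\cos t|$, so Lemma 2(iii) gives $D(U)\le1-\cos^4t\le2\sin^2t$. The ratio of squared commutator norm to defect is at least $8n\cos^2t$. This $U$ is close to Gaussian, and the commutator does not see it. We must compare $D$ with $f$ directly.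

## The defect near a Gaussian: only degree two is dangerous

The direct comparison is possible when $V$ is already close to some Gaussian. After multiplication by that Gaussian, $V=a+bE$ with $a$ near $1$, and
$$\mathcal E(V\otimes V)=a^2+ab\,\mathcal E(E\otimes1+1\otimes E)+b^2\mathcal E(E\otimes E).$$
We want to show that averaging shrinks the middle term. The next lemma computes how much, degree by degree.

**Lemma 4.** Let $E=\sum_{S\ne\emptyset}e_Sc_S$ and $\kappa_k=2^{-k}\binom k{k/2}$ for even $k$. Then
$$\|\mathcal E(E\otimes1+1\otimes E)\|_2^2\le\sum_{|S|\text{ even}}4\kappa_{|S|}|e_S|^2,$$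
where $\kappa_2=\frac12$ and $\kappa_k\le\frac38$ for even $k\ge4$.

*Proof.* **Even $|S|$.** By (1), $c_S\otimes1$ anticommutes with $z_j$ exactly for $j\in S$. So $e^{i\varphi\Lambda}(c_S\otimes1)e^{-i\varphi\Lambda}=(c_S\otimes1)e^{-2i\varphi\sum_{j\in S}z_j}$. Averaging over $\varphi$ gives
$$\mathcal E(c_S\otimes1)=(c_S\otimes1)\,p_S,\qquad p_S=\text{projection onto }\Big\{\sum_{j\in S}z_j=0\Big\},\tag{6}$$
with $\|\mathcal E(c_S\otimes1)\|_2^2=\tau(p_S)=\kappa_{|S|}$, the probability that $|S|$ independent signs sum to zero. The same holds for $1\otimes c_S$.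

**Odd $|S|$.** Now $c_S\otimes1$ anticommutes with $z_j$ exactly for $j\notin S$. That is an odd number of signs, whose sum never vanishes, so $\mathcal E(c_S\otimes1)=0$, and likewise $\mathcal E(1\otimes c_S)=0$.

**Orthogonality between different $S$.** The projection $p_S$ is a combination of $z_A=c_A\otimes c_A$ with $A\subset S$. So for even $|S|$ both $\mathcal E(c_S\otimes1)$ and $\mathcal E(1\otimes c_S)$ lie in $\mathrm{span}\{c_{S\setminus A}\otimes c_A:A\subset S\}$. The union of the two index sets recovers $S$, so these spans are mutually orthogonal for different $S$. Within one span the triangle inequality gives $\|\mathcal E(c_S\otimes1+1\otimes c_S)\|_2\le2\sqrt{\kappa_{|S|}}$. Sum over $S$.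

**Values.** $\kappa_{k+2}/\kappa_k=(k+1)/(k+2)<1$ and $\kappa_4=6/16=\frac38$. $\square$

What is the break-even point? Since $1=a^4+2a^2b^2+b^4$, we gain only if $\|\mathcal E(E\otimes1+1\otimes E)\|_2^2$ is below $2$. Degree $\ge4$ gives at most $\frac32$, odd degree gives $0$, but degree two gives exactly the useless value $4\kappa_2=2$. This is not an artifact: $V=e^{tc_1c_2}=\cos t+\sin t\,c_1c_2$ has $E=\pm c_1c_2$ and $D(V)=0$, because it moves along the Gaussian group. So we must use that the Gaussian we divided by was *optimal*, to show that $E$ has little degree-two weight.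

**Lemma 5 (local gap).** Let $V$ be a unitary on $N$ modes with $a=f(V)\in(0,1)$, $x=1-a$, $b=\sqrt{1-a^2}$, and $w=\sqrt{6x}/(1+a)$. Then
$$D(V)\ge ab^2\Big[\tfrac{(1-w)a}2-2\sqrt2\,b\Big].$$
In particular, if $f(V)\ge0.999$ (including $f(V)=1$, trivially), then $D(V)\ge\frac12(1-f(V))$ and $D(V)\ge x(1-10\sqrt x)$.

*Proof.* **Step 1: normalize.** Multiplying by an optimal $G^\dagger$ with a suitable phase changes neither $D$ nor $f$, so assume $\tau(V)=a=f(V)$. Write $V=a+bE$ with $\tau(E)=0$, $\|E\|_2=1$, $E=\sum_{S\neq\emptyset}e_Sc_S$, and let $w'=\sum_{|S|=2}|e_S|^2$.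

**Step 2: optimality makes the degree-two part of $V$ Hermitian.** Since $e^{tc_jc_k}\in\mathcal G_N$ and $(c_jc_k)^\dagger=-c_jc_k$, the function $t\mapsto|\langle e^{tc_jc_k},V\rangle|^2=|\tau(e^{-tc_jc_k}V)|^2$ is maximal at $t=0$. Its derivative there is $-2a\,\mathrm{Re}\,\tau(c_jc_kV)$, so $\langle c_jc_k,V\rangle=-\tau(c_jc_kV)$ is purely imaginary. Hence the degree-two part of $V$ is $V_2=\sum_{j<k}h_{jk}\,ic_jc_k$ with $h_{jk}$ real. This is Hermitian, and $\|V_2\|_2^2=b^2w'$.

**Step 3: unitarity makes this Hermitian part small.** The purpose is to show $w'\le w$. If $w'=0$ there is nothing to do. Otherwise put $Q=V_2/\|V_2\|_2$, $H=(V+V^\dagger)/2$ and $K=1-H$. Since $V$ is unitary, $0\le K\le2$, and $\tau(K)=1-a=x$. The number $\langle Q,V\rangle=\|V_2\|_2$ is real, so it equals $\tau(QH)$; as $\tau(Q)=0$,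
$$b\sqrt{w'}=\tau(QH)=-\tau(QK).$$
Writing $QK=QK^{1/2}\cdot K^{1/2}$ and using Cauchy–Schwarz, then once more,
$$b^2w'\le\tau(Q^2K)\,\tau(K)\le\|Q^2\|_2\,\|K\|_2\,x\le\tau(Q^4)^{1/2}(2x)^{1/2}x,$$
where $\|K\|_2^2=\tau(K^2)\le2\tau(K)=2x$.

Here one could easily lose a dimension. Estimating $\tau(Q^2K)\le\|Q\|^2x$ would be costly: for $Q=N^{-1/2}\sum_{m\le N} ic_{2m-1}c_{2m}$ one has $\|Q\|=\sqrt N$. The fourth moment does not grow. Bring the real antisymmetric coefficient matrix of $Q$ to canonical form by a rotation of the Majoranas: $Q=\sum_m\lambda_my_m$ with $y_m=ic'_{2m-1}c'_{2m}$. The $y_m$ are commuting involutions, and a product of distinct $y_m$ has trace zero, so they behave as independent uniform signs under $\tau$, and $\sum\lambda_m^2=\|Q\|_2^2=1$. Therefore $\tau(Q^4)=3(\sum\lambda_m^2)^2-2\sum\lambda_m^4\le3$.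

Thus $b^2w'\le\sqrt6\,x^{3/2}$, and since $b^2=(1-a)(1+a)=x(1+a)$, we get $w'\le\sqrt{6x}/(1+a)=w$.

**Step 4: insert this into the defect.** Let $X=\mathcal E(E\otimes1+1\otimes E)$, $Y=\mathcal E(E\otimes E)$ and $\mu=\|X\|_2$. By Lemma 4, $\mu^2\le2w'+\frac32(1-w')=\frac32+\frac12w'$, so $\mu\le\sqrt2$ and $2-\mu^2\ge\frac{1-w'}2\ge\frac{1-w}2$. Also $\|Y\|_2\le1$. Both $X$ and $Y$ are orthogonal to $1$, since $1\in\{\Lambda\}'$ and $\tau(E)=0$. Hence
$$1-D(V)=\|a^2+abX+b^2Y\|_2^2\le a^4+a^2b^2\mu^2+2ab^3\mu+b^4 .$$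
Subtracting from $1=(a^2+b^2)^2=a^4+2a^2b^2+b^4$,
$$D(V)\ge(2-\mu^2)a^2b^2-2\sqrt2\,ab^3\ge ab^2\Big[\tfrac{(1-w)a}2-2\sqrt2\,b\Big].$$

**Step 5: numbers for $0<x\le10^{-3}$.** Here $b^2=x(2-x)\le0.002$, so $b\le0.0448$ and $2\sqrt2\,b\le0.127$. Since $w$ increases with $x$, $w\le\sqrt{0.006}/1.999\le0.039$. The bracket is at least $\frac12\cdot0.961\cdot0.999-0.127\ge0.480-0.127=0.353$. With $b^2\ge1.999x$ we get $D\ge0.999\cdot1.999\cdot0.353\,x\ge\frac12x$.

For the sharper form, $\frac12a^2b^2=x(1-x)^2(1-\frac x2)$ and $2\sqrt2\,ab^3\le2\sqrt2(2x)^{3/2}=8x^{3/2}$, while $w\le\frac{\sqrt6}{1.999}\sqrt x\le1.3\sqrt x$. So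
$$D\ge x(1-x)^2(1-\tfrac x2)(1-w)-8x^{3/2}\ge x\big(1-2.5x-1.3\sqrt x-8\sqrt x\big)\ge x(1-10\sqrt x),$$
using $2.5x\le0.08\sqrt x$ for $x\le10^{-3}$. If $x=0$, then $V$ is Gaussian and both bounds read $0\ge0$. $\square$

## The unreached region $f<0.999$ and the need for a path

Lemma 5 gives a dichotomy. If $D(V)$ is small, then either $f(V)\ge1-2D(V)$ or $f(V)<0.999$. Theorem A asserts that the second alternative does not occur when $D\le10^{-6}$, but the expansion cannot show it: already at $f=0.9$ we have $b\approx0.436$, and the bracket in Lemma 5 is negative.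

For one fixed $n$, compactness helps. On the compact set $\{f\le0.999\}$ the continuous function $D$ is positive by Proposition 1, hence bounded below by some $\delta_n>0$. But nothing in that argument keeps $\delta_n$ away from $0$ as $n$ grows.

A dichotomy calls for a continuity argument. If $V_\theta$ is a continuous path with $D(V_\theta)\le\eta$ throughout, for a small enough $\eta$, and $f(V_0)=1$, then $f(V_\theta)$ cannot cross the forbidden strip between $0.999$ and $1-2\eta$, so it stays near $1$. The trouble is that we have no path from $1$ to $U$ along which the defect stays small.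

Lemma 2 does supply some paths: for a path $R_\theta$ of Gaussians starting at $1$, $UR_\theta U^\dagger$ starts at $1$ and has defect at most $4D(U)$. However, the endpoint may have forgotten $U$. For instance $P$ is, up to phase, $\prod_me^{\frac\pi2c_{2m-1}c_{2m}}$, the end of a Gaussian path, yet $UPU^\dagger=P$ for every even $U$. We need an endpoint that remembers $U$.

A swap of two systems does: conjugating the swap by $U\otimes1$ gives $(U\otimes1)\,\mathrm{SWAP}\,(U^\dagger\otimes1)=(U\otimes U^\dagger)\,\mathrm{SWAP}$. So we double the system and take for $R_\theta$ a fermionic rotation that ends in a swap.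

## A doubled system and a path of small defect

Let $U$ be a unitary on $n$ modes with Majoranas $\gamma_1,\dots,\gamma_{2n}$ and $\delta:=D(U)\le10^{-6}$. Let $P=i^n\gamma_1\cdots\gamma_{2n}$. On $\mathbb C^{2^n}\otimes\mathbb C^{2^n}$, which carries $N=2n$ modes, use the $4n$ operators
$$\Gamma_j=\gamma_j\otimes P,\qquad\Gamma_j'=1\otimes\gamma_j\qquad(1\le j\le2n).$$
They are Majorana operators; the factor $P$ makes $\Gamma_j$ and $\Gamma'_k$ anticommute. For $n=1$ with $\gamma_1=X,\gamma_2=Y$ we have $P=iXY=-Z$, and the four operators are $-X\otimes Z,\ -Y\otimes Z,\ 1\otimes X,\ 1\otimes Y$. Let $\hat U=U\otimes1$.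

**Lemma 6.** $D(\hat U)=D(U)$, where the left side is computed on $2n$ modes with the Majoranas $\Gamma_j,\Gamma_j'$.

*Proof.* The defect of $\hat U$ involves two copies of the doubled system. Label the tensor factors of the copies $(1,2)$ and $(3,4)$. Then
$$\hat\Lambda=\sum_j\Gamma_j\otimes\Gamma_j+\sum_j\Gamma'_j\otimes\Gamma_j'=\Lambda_{13}J+\Lambda_{24},\qquad J=(P\otimes P)_{24}.$$
$J$ is an involution commuting with $\Lambda_{24}$, and $\hat U\otimes\hat U=(U\otimes U)_{13}$. Let $X$ act on factors $1,3$. In $e^{i\varphi\hat\Lambda}=e^{i\varphi\Lambda_{13}J}e^{i\varphi\Lambda_{24}}$ the second factor commutes with $X$, and $e^{i\varphi\Lambda_{13}J}=\sum_\pm e^{\pm i\varphi\Lambda_{13}}\frac{1\pm J}2$. So conjugating $X\otimes1$ gives $\sum_\pm e^{\pm i\varphi\Lambda}Xe^{\mp i\varphi\Lambda}\otimes\frac{1\pm J}2$. Averaging over $\varphi$, both signs give $\mathcal E(X)$, so the result is $\mathcal E(X)\otimes1$. With $X=U\otimes U$ the 2-norms agree. $\square$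

**The path.** Let $R_\theta=\exp\big(\frac\theta2\sum_j\Gamma_j\Gamma'_j\big)\in\mathcal G_{2n}$. The operators $\Gamma_j\Gamma_j'$ commute for different $j$, each squares to $-1$, and $\Gamma_j\Gamma_j'$ anticommutes with $\Gamma_j$ and $\Gamma_j'$. Hence $R_\theta\Gamma_jR_\theta^{-1}=e^{\theta\Gamma_j\Gamma_j'}\Gamma_j$, and similarly for $\Gamma_j'$, which gives
$$R_\theta\Gamma_jR_\theta^{-1}=\cos\theta\,\Gamma_j-\sin\theta\,\Gamma_j',\qquad R_\theta\Gamma_j'R_\theta^{-1}=\sin\theta\,\Gamma_j+\cos\theta\,\Gamma_j'.\tag{7}$$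
Set $V_\theta=\hat UR_\theta\hat U^\dagger$ for $0\le\theta\le\pi/2$. By Lemmas 2 and 6, $\sqrt{D(V_\theta)}\le\sqrt{D(\hat UR_\theta)}+\sqrt{D(\hat U^\dagger)}=2\sqrt\delta$, so $D(V_\theta)\le4\delta$.

**The continuity argument.** Its purpose is to carry $f\approx1$ from $\theta=0$ to $\theta=\pi/2$. Let $\Theta=\{\theta\in[0,\frac\pi2]:f(V_\theta)\ge0.999\}$. It is closed by continuity of $f$, and contains $0$ since $V_0=1$. If $\theta\in\Theta$, Lemma 5 applies on $2n$ modes (it has no dimension in it) and gives $1-f(V_\theta)\le2D(V_\theta)\le8\delta\le8\cdot10^{-6}$. Thus $f(V_\theta)>0.999$ strictly, and a relative neighborhood of $\theta$ lies in $\Theta$. So $\Theta$ is open, closed and nonempty in an interval: $\Theta=[0,\frac\pi2]$, and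
$$f(V_{\pi/2})\ge1-8\delta.\tag{8}$$

**The endpoint.** We now express $V_{\pi/2}$ through $U$. Let $F=R_{\pi/2}$, so $F\Gamma_jF^{-1}=-\Gamma_j'$ and $F\Gamma_j'F^{-1}=\Gamma_j$. Since $V_{\pi/2}=\hat U(F\hat U^\dagger F^{-1})F$ with $F$ Gaussian, $f(V_{\pi/2})=f(\hat U\,F\hat U^\dagger F^{-1})$. To conjugate $\hat U^\dagger$ by $F$, treat the basis elements $\gamma_A\otimes1$.

For $|A|$ even, $\gamma_A\otimes1=\Gamma_A\mapsto(-1)^{|A|}\Gamma'_A=1\otimes\gamma_A$. For $|A|$ odd, $\gamma_A\otimes1=\Gamma_A\,(1\otimes P)$. Here $\Gamma_A\mapsto-\Gamma_A'=-1\otimes\gamma_A$, and $1\otimes P=i^n\Gamma_1'\cdots\Gamma_{2n}'\mapsto i^n\Gamma_1\cdots\Gamma_{2n}=P\otimes P^{2n}=P\otimes1$. So $\gamma_A\otimes1\mapsto-P\otimes\gamma_A$. With $U=U_e+U_o$,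
$$\hat U\,F\hat U^\dagger F^{-1}=U\otimes U_e^\dagger-UP\otimes U_o^\dagger.\tag{9}$$

So (8) says that the operator (9) is close to a Gaussian on $2n$ modes. If $U$ is even, this operator is $U\otimes U^\dagger$. It remains to descend from the product to the factor $U$.

## Gaussian unitaries on two subsystems are sums of products of Gaussians

The descent needs control of how a Gaussian on $2n$ modes, possibly very entangling, can overlap with a product operator.

**Lemma 7 (cosine–sine decomposition).** Every $R\in O(4n)$ can be written $R=R_1R_2R_3$ with $R_1,R_3\in O(2n)\oplus O(2n)$ and $R_2=\begin{pmatrix}C&-\Sigma\\\Sigma&C\end{pmatrix}$, $C=\mathrm{diag}(\cos\theta_j)$, $\Sigma=\mathrm{diag}(\sin\theta_j)$.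

This is classical (see e.g. Golub–Van Loan, *Matrix Computations*); here is a proof. Let $R_{pq}$ be the $2n\times2n$ blocks of $R$. We multiply $R$ on both sides by block-diagonal orthogonal matrices until it has the form $R_2$.

By the singular value decomposition of $R_{11}$ we may assume $R_{11}=C=\mathrm{diag}(c_j)$ with $0\le c_j\le1$. Let $\Sigma=\mathrm{diag}(\sqrt{1-c_j^2})=\mathrm{diag}(\sigma_j)$. Orthonormality of the first $2n$ columns gives $R_{21}^TR_{21}=\Sigma^2$. So the columns of $R_{21}$ are orthogonal with lengths $\sigma_j$, and $R_{21}=O\Sigma$ with $O$ orthogonal; multiply the lower rows by $O^T$ to get $R_{21}=\Sigma$. Orthonormality of the first $2n$ rows gives $R_{12}R_{12}^T=\Sigma^2$; in the same way a multiplication of the right columns makes $R_{12}=-\Sigma$.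

Orthogonality between the column blocks and between the row blocks now gives $\Sigma R_{22}=C\Sigma$ and $\Sigma R_{22}^T=C\Sigma$. So for $\sigma_j>0$, row $j$ and column $j$ of $R_{22}$ have the single nonzero entry (if any) $c_j$, on the diagonal. The remaining block of $R_{22}$, on indices with $\sigma_j=0$ and $c_j=1$, is orthogonal. Multiplying the corresponding lower rows by its transpose turns it into the identity and does not touch $R_{21}=\Sigma$, whose rows there are zero. Now $R_{22}=C$. Choose $\theta_j\in[0,\frac\pi2]$ with $\cos\theta_j=c_j$. $\square$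

**Lemma 8.** Every $W\in\mathcal G_{2n}$ can be written $W=\sum_{A\subset[2n]}s_A\,X_A\otimes Y_A$ with $\sum|s_A|^2=1$, $(X_A)_A$ and $(Y_A)_A$ orthonormal, and all $X_A,Y_A\in\mathcal G_n$.

*Proof.* Let $W$ implement $R=R_1R_2R_3$ as in Lemma 7. If $W_i$ implements $R_i$, then $W_3W_2W_1$ implements $R_1R_2R_3$ (conjugation composes in the reverse order of the matrices), so $W=W_3W_2W_1$ up to phase.

**Block-diagonal factors are products.** To implement $O\oplus O'$, let $G'\in\mathcal G_n$ implement $O'$; then $G'PG'^\dagger=sP$ with $s=\det O'=\pm1$, by (3). Let $G\in\mathcal G_n$ implement $sO$. Conjugation by $G\otimes G'$ maps $\Gamma'_j=1\otimes\gamma_j$ to $\sum_kO'_{jk}\Gamma_k'$, and $\Gamma_j=\gamma_j\otimes P$ to $\sum_ksO_{jk}\gamma_k\otimes sP=\sum_kO_{jk}\Gamma_k$. So $G\otimes G'$ implements $O\oplus O'$.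

**The middle factor has an explicit expansion.** By the computation leading to (7), $R_2$ is implemented by
$$T=\prod_je^{\theta_j\Gamma_j\Gamma_j'/2}=\prod_j\Big(\cos\tfrac{\theta_j}2+\sin\tfrac{\theta_j}2\,\gamma_j\otimes P\gamma_j\Big)=\sum_A\pm t_A\,\gamma_A\otimes P^{|A|}\gamma_A,$$
with $t_A=\prod_{j\in A}\sin\frac{\theta_j}2\prod_{j\notin A}\cos\frac{\theta_j}2$ and $\sum_At_A^2=\prod_j(\cos^2\frac{\theta_j}2+\sin^2\frac{\theta_j}2)=1$. Up to phase, $P^{|A|}\gamma_A$ is $\gamma_A$ for $|A|$ even, and $\gamma_{[2n]\setminus A}$ for $|A|$ odd. Complements of odd sets are odd, so different $A$ give different basis elements, and these operators are orthonormal. All factors are Gaussian.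

**Conclusion.** Multiplying by $G_3\otimes G_3'$ on the left and $G_1\otimes G_1'$ on the right preserves orthonormality and Gaussianity of the factors. $\square$

For $n=1$ and $W=F$ (all $\theta_j=\frac\pi2$), with $P=-Z$, the expansion reads $F=\frac12(1\otimes1-iX\otimes Y+iY\otimes X+Z\otimes Z)$. There are four terms with coefficients of modulus $\frac12$ and Gaussian factors.

## Descent to $U$ and the end of the proof of Theorem A

**Step 1: overlaps of a Gaussian with a product.** For $W$ as in Lemma 8 and any operators $Z_1,Z_2$,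
$$|\langle W,Z_1\otimes Z_2\rangle|\le\sum_A|s_A|\,|\langle X_A,Z_1\rangle|\,|\langle Y_A,Z_2\rangle|\le\max_A|\langle X_A,Z_1\rangle|\cdot\|Z_2\|_2,\tag{10}$$
by Cauchy–Schwarz, $\sum|s_A|^2=1$, and Bessel's inequality for the orthonormal $Y_A$. However many terms there are, no factor of their number appears.

**Step 2: apply this to (9).** For $Z_1=U$ the maximum in (10) is at most $f(U)$, since $X_A$ is Gaussian. For $Z_1=UP$, $\langle X_A,UP\rangle=\langle X_AP,U\rangle$ and $X_AP$ is Gaussian, so it is again at most $f(U)$. Taking $W$ optimal for the operator (9),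
$$f(V_{\pi/2})\le f(U)\big(\|U_e\|_2+\|U_o\|_2\big).$$

**Step 3: the parity factor is close to $1$.** As $\|U_e\|_2^2+\|U_o\|_2^2=1$, and $\|U_e\|_2\|U_o\|_2\le\sqrt{\delta/2}$ by Lemma 3,
$$\|U_e\|_2+\|U_o\|_2=\sqrt{1+2\|U_e\|_2\|U_o\|_2}\le\sqrt{1+\sqrt{2\delta}} .$$

**Step 4: $U$ itself enters the range of the local lemma.** With (8), $\delta\le10^{-6}$ and $(1+y)^{-1/2}\ge1-\frac y2$,
$$f(U)\ge\frac{1-8\delta}{\sqrt{1+\sqrt{2\delta}}}\ge(1-8\cdot10^{-6})(1-7.1\cdot10^{-4})>0.999 .$$

**Step 5: sharpen.** Step 4 alone gives only a loss of order $\sqrt\delta$. But now Lemma 5 applies to $U$ on its own $n$ modes and gives $1-f(U)\le2D(U)$. This proves Theorem A, and with it Theorem B: the conjecture is true. $\blacksquare$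

## Sharp constants for the defect

We prove Theorem C(1). The upper bound is Lemma 2(iii). For the lower bound, if $D(U)\le10^{-6}$ then Theorem A gives $f(U)\ge0.999$, and Lemma 5 gives $D(U)\ge x(1-10\sqrt x)$. By (2), $x=d^2/2$, which gives the form in terms of $d$.

**Optimality of $4$ ($n\ge1$).** Let $V=\cos t+i\sin t\,\gamma_1$ with $0<t\le\pi/4$. Even Gaussians overlap with $V$ at most $\cos t$, odd ones at most $\sin t\le\cos t$, and the identity attains $\cos t$; so $f(V)=\cos t$. By the odd case of Lemma 4, $\mathcal E(\gamma_1\otimes1)=\mathcal E(1\otimes\gamma_1)=0$, while $\gamma_1\otimes\gamma_1=z_1$ commutes with $\Lambda$. Hence $\mathcal E(V\otimes V)=\cos^2t-\sin^2t\,z_1$ and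
$$D(V)=1-\cos^4t-\sin^4t=2\sin^2t\cos^2t,\qquad\frac{D(V)}{1-f(V)}=2(1+\cos t)\cos^2t\to4\quad(t\to0).$$

**Optimality of $1$ ($n\ge2$).** By Lemma 4 the least shrinking outside degree two is in degree four, so we look there. Let $Q=\gamma_1\gamma_2\gamma_3\gamma_4$, which is Hermitian with $Q^2=1$, and $U_t=e^{itQ}=\cos t+i\sin t\,Q$.

*The defect.* Let $p$ be the projection onto $\{z_1+z_2+z_3+z_4=0\}$. By (6), $\mathcal E(Q\otimes1)=(Q\otimes1)p$ and $\mathcal E(1\otimes Q)=(1\otimes Q)p$, each of squared norm $\tau(p)=\frac38$. Their inner product is $\tau((Q\otimes Q)p)=\tau(z_1z_2z_3z_4\,p)=\frac38$, since on the range of $p$ exactly two of the four signs are $-1$. So $\|\mathcal E(Q\otimes1+1\otimes Q)\|_2^2=\frac32$. Next, $Q\otimes Q=z_1z_2z_3z_4$ is fixed by $\mathcal E$ and orthogonal to $1$; it is orthogonal to $\mathcal E(Q\otimes1)$ because $\langle Q\otimes Q,\mathcal E(Q\otimes1)\rangle=\langle Q\otimes Q,Q\otimes1\rangle=\tau(Q^2)\tau(Q)=0$, and likewise to $\mathcal E(1\otimes Q)$. Also $\langle1,\mathcal E(Q\otimes1)\rangle=\tau(Q)=0$,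 and the same for $1\otimes Q$. Therefore
$$D(U_t)=1-\cos^4t-\sin^4t-\tfrac32\sin^2t\cos^2t=\tfrac12\sin^2t\cos^2t.$$

**Lemma 9.** For $t\in[0,\frac\pi2)$ with $\tan t\le1/\sqrt2$, $f(U_t)=\cos t$.

*Proof.* The identity gives $f(U_t)\ge\cos t$. Odd $G$ have overlap $0$ with the even operator $U_t$. An even $G\in\mathcal G_n$ implements some $R\in SO(2n)$, which in a suitable orthonormal basis is a direct sum of plane rotations. So up to phase
$$G=\prod_{m=1}^n\Big(\cos\tfrac{\varphi_m}2+\sin\tfrac{\varphi_m}2B_m\Big),\qquad B_m=c'_{2m-1}c'_{2m},$$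
with rotated Majoranas $c'_j$. By (3), degrees with respect to $c'$ and $\gamma$ agree. Let $C=|\tau(G)|=\prod_m|\cos\frac{\varphi_m}2|$ and let $G_4$ be the degree-4 part of $G$. Then
$$|\langle G,U_t\rangle|\le C\cos t+\sin t\,|\langle G_4,Q\rangle|\le C\cos t+\sin t\,\|G_4\|_2 .$$

If $C=0$, this is at most $\sin t\le\cos t$. If $C\ne0$, let $u$ and $e$ be the first and second elementary symmetric polynomials of the numbers $\tan^2\frac{\varphi_m}2$, and $s=\sqrt e$. The degree-4 part consists of the terms with exactly two sines, so $\|G_4\|_2=Cs$. Moreover $u^2\ge2e$, so $u\ge\sqrt2\,s$, and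
$$1=C^2\prod_m\Big(1+\tan^2\tfrac{\varphi_m}2\Big)\ge C^2(1+u+e)\ge C^2(1+\sqrt2\,s+s^2).$$
Hence
$$|\langle G,U_t\rangle|\le C(\cos t+s\sin t)\le\frac{\cos t+s\sin t}{\sqrt{1+\sqrt2\,s+s^2}}\le\cos t .$$
The last inequality, squared and divided by $\cos^2t$, reads $2s\tan t+s^2\tan^2t\le\sqrt2\,s+s^2$, which holds for $\tan t\le1/\sqrt2$. $\square$

So $D(U_t)/(1-f(U_t))=\frac12(1+\cos t)\cos^2t\to1$ as $t\to0$, and the constant $1$ is optimal. This completes Theorem C(1).

## Tolerant testing and a lower bound on the number of queries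

**Theorem C(2).** Run $m=\lceil10^8/\varepsilon^2\rceil$ rounds and declare "far" if and only if at least $50$ reject. The number of rejections is binomial with mean $mD(U)$ and variance at most $mD(U)$.

If $d(U)\ge\varepsilon$, then $D(U)\ge10^{-6}\varepsilon^2$, as in the proof of Theorem B, so the mean $\mu$ is at least $100$. Fewer than $50\le\mu/2$ rejections means a deviation of more than $\mu/2$, which by Chebyshev has probability at most $\mu/(\mu/2)^2=4/\mu\le0.04$.

If $d(U)\le\varepsilon/3000$, then by Theorem C(1) and (2), $D(U)\le4(1-f(U))=2d(U)^2\le2.23\cdot10^{-7}\varepsilon^2$, so mean and variance are at most $23$. At least $50$ rejections means a deviation of at least $27$, with probability at most $23/27^2<0.04$. The number of queries is $2m=O(1/\varepsilon^2)$. $\square$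

**Theorem C(3).** The idea is to exhibit a unitary that is $\varepsilon$-far from Gaussian but within operator norm $\varepsilon$ of the identity. Let $n\ge2$, $\varepsilon\le3/5$, and $t=2\arcsin(\varepsilon/2)$, so that $\cos t=1-\varepsilon^2/2\ge0.82$ and $\tan t\le0.70<1/\sqrt2$. By Lemma 9 and (2), $d(U_t)=\sqrt{2-2\cos t}=2\sin\frac t2=\varepsilon$, so $U_t$ is $\varepsilon$-far. Since $Q$ has eigenvalues $\pm1$, $\|U_t-1\|=|e^{it}-1|=2\sin\frac t2=\varepsilon$.

Consider a tester with $q$ queries. Deferring measurements, padding with dummy queries, and absorbing adaptive choices into controlled operations, we may write its final state as $\psi_U=A_qUA_{q-1}U\cdots UA_0|0\rangle$, with unitaries $A_i$ independent of $U$ and with $U$ acting on a fixed set of $n$ qubits. Replacing the $q$ occurrences of $1$ by $U_t$ one at a time changes the state by at most $\varepsilon$ each, so $\eta:=\|\psi_{U_t}-\psi_1\|\le q\varepsilon$.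

Any outcome probability then changes by at most $\eta$. If $\eta^2\le2$, then $|\langle\psi_{U_t},\psi_1\rangle|\ge1-\eta^2/2$, and the trace distance $\sqrt{1-|\langle\psi_{U_t},\psi_1\rangle|^2}\le\sqrt{\eta^2-\eta^4/4}\le\eta$ bounds the change. If $\eta^2>2$ the claim is trivial.

The tester must answer "Gaussian" with probability at least $2/3$ on the identity and at most $1/3$ on $U_t$. Hence $q\varepsilon\ge1/3$, that is, $q\ge1/(3\varepsilon)$. $\blacksquare$

Theorems B and C(3) leave the optimal exponent of $1/\varepsilon$ between $1$ and $2$; these notes do not determine it.
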